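# Local perturbations perturb locally, uniformly in temperature

## 1. A classical chain and a determinant

Put a two-state variable $n_x\in\{0,1\}$ on each site of $\{0,1,\dots,L\}$, $L\ge1$, and consider the energy
$$H(n)=\sum_{x=0}^{L}n_x-a\sum_{x=0}^{L-1}n_xn_{x+1},\qquad 0<a<1 .$$
Each excited site costs energy $1$, and neighboring excitations attract weakly. Now change the energy at the left end: replace $H$ by $H+W(n_0)$ with an arbitrary real function $W$. How much does the equilibrium expectation of an observable $B=f(n_L)$ at the right end change, at inverse temperature $\beta$?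

Put $u=e^{-\beta}$, $s=\sqrt u$. The Gibbs weight of a configuration is $\prod_x u^{n_x}\prod_x e^{\beta a n_xn_{x+1}}$. Split each site factor into two halves and use the transfer matrix $T(n,n')=s^{n+n'}e^{\beta a nn'}$, that is,
$$T=\begin{pmatrix}1&s\\ s&u^{1-a}\end{pmatrix},\qquad \det T=u^{1-a}-u .$$
With $e=(1,s)$ and $g=(f(0),f(1)s)$, the expectation of $f(n_L)$ conditioned on $n_0=i$ is $(T^Lg)_i/(T^Le)_i$. The perturbation $W$ reweights only the law of $n_0$. If $p$ and $\tilde p$ are the probabilities of $n_0=1$ without and with $W$, the change of $\langle B\rangle$ is $p-\tilde p$ times the difference of the two conditional expectations. That difference is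
$$\frac{(T^Le)_0(T^Lg)_1-(T^Le)_1(T^Lg)_0}{(T^Le)_0(T^Le)_1}
=\frac{(\det T)^L\,\bigl(e_0g_1-e_1g_0\bigr)}{(T^Le)_0(T^Le)_1}
=\frac{(\det T)^L\,s\,\bigl(f(1)-f(0)\bigr)}{(T^Le)_0(T^Le)_1}.\tag{1}$$
The first equality holds because the numerator is the determinant of the $2\times2$ matrix with columns $T^Le,T^Lg$. In the denominator $(T^Le)_0\ge1$ (the path $0,0,\dots,0$) and $(T^Le)_1\ge s$ (the path $1,0,\dots,0$). Finally, on $u\in(0,1]$ the function $u^{1-a}-u=u^{1-a}(1-u^a)$ is maximal where $u^a=1-a$, and there it equals $a\,u^{1-a}\le a$. So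
$$|\langle B\rangle-\langle B\rangle_W|\le 2\|B\|\,a^L\qquad\text{for every }\beta\in(0,\infty)\text{ and every }W .$$

Two things deserve attention. First, neither $\beta$ nor the size of $W$ appears. Second, the numerator of (1) is a statement about two copies of the chain: it is the matrix element of $(T\otimes T)^L$ between $\delta_0\otimes\delta_1-\delta_1\otimes\delta_0$ and $e\otimes g$, and $T\otimes T$ multiplies an antisymmetric vector by $\det T$. What survives in a difference of expectations is antisymmetric under exchange of the copies, and it pays a factor of at most $a$ per bond.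

A matrix $W$ at site $0$ that is not diagonal changes little here. Tracing out site $0$ from $e^{-\beta(n_0-an_0n_1+W)}$ leaves a positive function of $n_1$, so $W$ reweights the law of $n_1$ only, and for $L\ge2$ the same computation, started at site $1$, gives $2\|B\|a^{L-1}$. What remains is the real problem: noncommuting interactions, many dimensions, and a perturbation $W$ on a region $X$ about which nothing is assumed. Does the effect of $W$ still decay exponentially in the distance, with constants that do not depend on $\beta$?

## 2. Weakly interacting lattice systems and the uniform bound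

Fix $D,R\in\mathbb N$, an integer $q\ge2$ and $C_{\rm int}\ge1$. On $\mathbb Z^D$ use $d(x,y)=\max_i|x_i-y_i|$ and, for nonempty $X,Y\subset\mathbb Z^D$, $\mathrm{dist}(X,Y)=\min_{x\in X,y\in Y}d(x,y)$. Let $\Lambda\subset\mathbb Z^D$ be finite, with Hilbert space $\bigotimes_{x\in\Lambda}\mathbb C^q$. For $Z\subset\Lambda$ let $\mathcal A_Z$ be the algebra of operators acting nontrivially only on the sites of $Z$, and let $b_x=\{y\in\Lambda:d(x,y)\le R\}$.

**Definition ($R$-connected).** A set $S$ is $R$-connected if any two of its points are joined by a chain of points of $S$ with consecutive distances at most $R$. For instance, $\{0,2,4\}\subset\mathbb Z$ is $2$-connected but not $1$-connected.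

**Definition (the class with parameter $a\in(0,1)$).** The Hamiltonians are $H_\Lambda=\sum_{x\in\Lambda}h_x+\sum_{x\in\Lambda}v_x$, where

- $h_x\in\mathcal A_{\{x\}}$ is self-adjoint, $h_x\ge0$, with simple eigenvalue $0$, eigenprojection $P_x$, and $h_x\ge\mathbf 1-P_x$;
- $v_x\in\mathcal A_{b_x}$ is self-adjoint;
- $\|h_x\|\le C_{\rm int}$ and $\|v_x\|\le C_{\rm int}$ for all $x$;
- $v_x$ is relatively $a$-bounded: $-a\sum_{y\in b_x}h_y\le v_x\le a\sum_{y\in b_x}h_y$.

The chain of Section 1 is a member with $D=R=1$, $q=2$, $h_x=n_x$, $v_x=-an_xn_{x+1}$ for $x<L$, $v_L=0$: indeed $0\le n_xn_{x+1}\le n_x$. The relative bound is restrictive. If $\Omega$ is a vector in the range of $\prod_{y\in b_x}P_y$, then $\sum_{y\in b_x}h_y\Omega=0$, so $\langle\Omega,v_x\Omega\rangle=0$. The positive operator $a\sum_{y\in b_x} h_y-v_x$ then has zero expectation in $\Omega$, so it annihilates $\Omega$, and $v_x\Omega=0$. Thus for $q=2$ a small transverse field $v_x=\varepsilon(|0\rangle\langle1|+|1\rangle\langle0|)_x$, with $\varepsilon>0$ and $P_x=|0\rangle\langle0|_x$, is not in the class for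 any $a$.

For $\beta\in(0,\infty)$ put $\rho_\Lambda=e^{-\beta H_\Lambda}/\operatorname{tr}e^{-\beta H_\Lambda}$. Let $X\subset\Lambda$ be nonempty and $R$-connected, let $W=W^*\in\mathcal A_X$, and let $\tilde\rho_\Lambda$ be the Gibbs state of $\tilde H_\Lambda=H_\Lambda+W$ at the same $\beta$. Nothing else is assumed about $W$; in particular $\tilde H_\Lambda$ may lie outside the class.

The known result, "local perturbations perturb locally" (LPPL), reads as follows. Given $D,q,R,C_{\rm int}$ there are $a\in(0,1)$ and $C_1,C_2,\xi_{\rm LPPL}>0$ such that for all such $\Lambda,H_\Lambda,X,W,\beta$, all nonempty $R$-connected $Y\subset\Lambda$ and all $B\in\mathcal A_Y$,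
$$|\operatorname{tr}(B\rho_\Lambda)-\operatorname{tr}(B\tilde\rho_\Lambda)|\le C_1\|B\|\,e^{2\beta\|W\|}e^{C_2(|X|+|Y|)}e^{-\mathrm{dist}(X,Y)/\xi_{\rm LPPL}} .\tag{2}$$
The right side grows exponentially as $\beta\to\infty$. Arka Adhikari, Joscha Henheik, Marius Lemm and Tom Wessel, in "Uniform-in-temperature locality estimates for weakly interacting quantum systems", arXiv:2508.15907 (2025), state: "We conjecture that for the systems we consider, the LPPL bound actually holds uniformly in temperature." Their sentence does not say how constants may depend on $W$. We adopt the following reading, which is a choice: given $D,q,R,C_{\rm int}$ there are $a\in(0,1)$, $C_2,\xi>0$ and, for each $w\ge0$, a number $C_1(w)\in(0,\infty)$, all depending only on $D,q,R,C_{\rm int}$, such that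
$$|\operatorname{tr}(B\rho_\Lambda)-\operatorname{tr}(B\tilde\rho_\Lambda)|\le C_1(\|W\|)\,\|B\|\,e^{C_2(|X|+|Y|)}e^{-\mathrm{dist}(X,Y)/\xi}\tag{3}$$
for all $\Lambda$, all $H_\Lambda$ in the class, all nonempty $R$-connected $X,Y\subset\Lambda$, all self-adjoint $W\in\mathcal A_X$, all $B\in\mathcal A_Y$ and all $\beta\in(0,\infty)$.

The case $R=0$ is done by hand: every term of $H_\Lambda$ is then on-site, so $\rho_\Lambda$ and $\tilde\rho_\Lambda$ factorize between $X$ and its complement and agree on the complement; the difference is $0$ if $\mathrm{dist}(X,Y)>0$, and at most $2\|B\|$ always. From now on $R\ge1$. Write $\kappa=(2R+1)^D$. Then $|b_x|\le\kappa$, and each site lies in at most $\kappa$ of the sets $b_z$.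

**Theorem 1.** Let $a_0=(8e\,\kappa^3q^{2\kappa}C_{\rm int})^{-1}$. For every $a<a_0$, all finite $\Lambda$, all $H_\Lambda$ in the class, all $\beta\in(0,\infty)$, all nonempty $X,Y\subset\Lambda$, all self-adjoint $W\in\mathcal A_X$ and all $B\in\mathcal A_Y$,
$$|\operatorname{tr}(B\rho_\Lambda)-\operatorname{tr}(B\tilde\rho_\Lambda)|\le2\|B\|\,e^{(2\ln q+1/\kappa)|Y|}\Bigl(\frac a{a_0}\Bigr)^{\mathrm{dist}(X,Y)/(2R)}.\tag{4}$$
In particular $a=a_0/e$, $C_1\equiv2$, $C_2=2\ln q+1$, $\xi=2R$ satisfy (3), so the conjecture is true in the adopted reading.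

There is no dependence on $\|W\|$ or $|X|$, and $X,Y$ need not be $R$-connected. The proof uses only that the interaction is small in norm.

**Theorem 2.** Let $X,Y\subset\Lambda$ be nonempty. For $x\notin X$ let $h_x\in\mathcal A_{\{x\}}$ be self-adjoint with simple eigenvalue $0$, eigenprojection $P_x$, and $h_x\ge\mathbf 1-P_x$. For $z\in\mathcal Z:=\{z\in\Lambda:b_z\not\subset X\}$ let $v_z\in\mathcal A_{b_z}$ be self-adjoint with $\|v_z\|\le\varepsilon\le\varepsilon_0:=(8e\kappa^2q^{2\kappa})^{-1}$. Let $K,\tilde K\in\mathcal A_X$ be arbitrary self-adjoint operators, and put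
$$H=K+\sum_{x\notin X}h_x+\sum_{z\in\mathcal Z}v_z,\qquad \tilde H=H-K+\tilde K .$$
Then for all $\beta\in(0,\infty)$ and $B\in\mathcal A_Y$ the Gibbs states $\rho,\tilde\rho$ of $H,\tilde H$ satisfy
$$|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)|\le2\|B\|\,e^{(2\ln q+1/\kappa)|Y|}(\varepsilon/\varepsilon_0)^{\mathrm{dist}(X,Y)/(2R)} .\tag{5}$$

**Theorem 2 implies Theorem 1.** The relative bound gives $\|v_x\|\le a\kappa C_{\rm int}=:\varepsilon$, and $\varepsilon/\varepsilon_0=8e\kappa^3q^{2\kappa}C_{\rm int}\,a=a/a_0$. Put into $K$ everything supported in $X$: $K=\sum_{x\in X}h_x+\sum_{b_z\subset X}v_z$, and $\tilde K=K+W$. Then (5) is (4). For $a=a_0/e$ the last factor is $e^{-\mathrm{dist}(X,Y)/(2R)}$, and $2\ln q+1/\kappa\le2\ln q+1$.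

The next two theorems say that the decay length is right and that smallness of $a$ cannot be dropped.

**Theorem 3.** Let $a\le1/8$. If (3) holds for the class with this $a$ and some $C_1(\cdot),C_2,\xi$, then $\xi\ge2R/\ln(1/a)$. By Theorem 1, $\xi=2R/\ln(a_0/a)$ is admissible for $a<a_0$. Hence the optimal $\xi$ is $\frac{2R}{\ln(1/a)}\bigl(1+O(1/\ln(1/a))\bigr)$ as $a\to0$.

**Theorem 4.** For every $D,q,C_{\rm int}$ and $R\ge1$ and every $a\in[(R+1)^{-D},1)$, the uniform bound (3) is false.

## 3. Two tools: the Dyson series and Hölder's inequality for traces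

**Dyson series.** Let $G$ be a matrix and $Q(t)$ a piecewise continuous matrix function. The solution of $\partial_tU(t,s)=-(G+Q(t))U(t,s)$, $U(s,s)=1$, is
$$U(t,s)=\sum_{n\ge0}(-1)^n\int_{s<t_1<\dots<t_n<t}e^{-(t-t_n)G}Q(t_n)e^{-(t_n-t_{n-1})G}\cdots Q(t_1)e^{-(t_1-s)G}\,dt .\tag{6}$$
The $n$-th term is bounded by a constant times $(C\sup\|Q\|)^n(t-s)^n/n!$, so the series converges absolutely. For constant $Q$ it expands $e^{-(t-s)(G+Q)}$.

**Trace bound.** Let $\mathcal H$ be a self-adjoint matrix, $s_0,\dots,s_N\ge0$ with $\sum_js_j=\beta$, and $G_1,\dots,G_N$ matrices. Then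
$$\bigl|\operatorname{Tr}\bigl(e^{-s_0\mathcal H}G_1e^{-s_1\mathcal H}\cdots G_Ne^{-s_N\mathcal H}\bigr)\bigr|\le\prod_j\|G_j\|\cdot\operatorname{Tr}e^{-\beta\mathcal H}.\tag{7}$$
To see this, use Hölder's inequality for Schatten norms (see e.g. B. Simon, *Trace Ideals and Their Applications*): $|\operatorname{Tr}(F_0\cdots F_N)|\le\prod\|F_j\|_{p_j}$ when $\sum1/p_j=1$. Take $F_0=e^{-s_0\mathcal H}$, $F_j=G_je^{-s_j\mathcal H}$ for $j\ge1$, and $p_j=\beta/s_j$, so that $\sum_j1/p_j=\sum_j s_j/\beta=1$. Moreover $\|G_je^{-s_j\mathcal H}\|_{p_j}\le\|G_j\|\,\|e^{-s_j\mathcal H}\|_{p_j}$, and since $e^{-s_j\mathcal H}$ is positive, $\|e^{-s_j\mathcal H}\|_{\beta/s_j}=(\operatorname{Tr}e^{-\beta\mathcal H})^{s_j/\beta}$. If $s_j=0$, then $p_j=\infty$ and both sides are $1$. Multiplying gives (7). The point of (7) is that operators can be inserted into $e^{-\beta\mathcal H}$ at any imaginary times at the cost of their norms only, whatever $\mathcal H$ is.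

## 4. Differentiating along the perturbation: a derivative of size $\beta$

A natural first attempt is to interpolate. Join $H$ to $H+W$ by a path of Hamiltonians $H+W'$, $W'\in\mathcal A_X$; express the derivative of $\operatorname{tr}(B\rho)$ along the path as an imaginary-time covariance of $B$ with the derivative of $W'$; prove that this covariance is small; integrate. The following two-site computation shows where uniformity in $\beta$ is lost.

Let $D=R=1$, $q=2$, $\Lambda=\{0,1\}$, $h_x=n_x=|1\rangle\langle1|_x$, $v_0=-a(|10\rangle\langle01|+|01\rangle\langle10|)$, $v_1=0$. On $\mathrm{span}\{|10\rangle,|01\rangle\}$, where $n_0+n_1=1$, the operator $v_0$ has eigenvalues $\pm a$, and it vanishes elsewhere, so $\pm v_0\le a(n_0+n_1)$ and $H$ is in the class. Let $X=\{0\}$, $Y=\{1\}$, and consider the member $G=H-(1-a^2)n_0$ of the family $H+W'$. In the basis $(|10\rangle,|01\rangle)$ it acts as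
$$\begin{pmatrix}a^2&-a\\-a&1\end{pmatrix},$$
with eigenvalue $0$ for $b=(1,a)/\sqrt{1+a^2}$ and eigenvalue $\Delta=1+a^2$ for $c=(a,-1)/\sqrt{1+a^2}$. Moreover $G|00\rangle=0$ and $G|11\rangle=\Delta|11\rangle$. So the local term has created a doubly degenerate ground state.

Now perturb further by $-g\sigma_0$, where $\sigma_x=|0\rangle\langle1|_x+|1\rangle\langle0|_x$, and observe $B=\sigma_1$. As $G$ conserves the number of excitations, $\operatorname{tr}(\sigma_0e^{-\beta G})=\operatorname{tr}(\sigma_1e^{-\beta G})=0$, and the derivative of the expectation of $\sigma_1$ at $g=0$ is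
$$\frac1{\operatorname{tr}e^{-\beta G}}\int_0^\beta\operatorname{tr}\bigl(\sigma_1e^{-(\beta-\tau)G}\sigma_0e^{-\tau G}\bigr)d\tau .$$
For a one-excitation vector $\varphi=(\varphi_0,\varphi_1)$, $\langle00|\sigma_0|\varphi\rangle=\varphi_0$, $\langle00|\sigma_1|\varphi\rangle=\varphi_1$, $\langle11|\sigma_0|\varphi\rangle=\varphi_1$, $\langle11|\sigma_1|\varphi\rangle=\varphi_0$. Each pair of eigenvectors thus contributes $2\varphi_0\varphi_1$ times a time integral, where $\varphi_0\varphi_1=p:=a/(1+a^2)$ for $b$ and $-p$ for $c$. The pair $(00,b)$ has time integral $\beta$; the pairs $(00,c)$ and $(11,b)$ have the same time integral $(1-e^{-\beta\Delta})/\Delta$ and opposite signs, so they cancel; the pair $(11,c)$ has time integral $\beta e^{-\beta\Delta}$. Since $\operatorname{tr}e^{-\beta G}=2+2e^{-\beta\Delta}$,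
$$\frac{d}{dg}\Big|_{g=0}\frac{\operatorname{tr}(\sigma_1e^{-\beta(G-g\sigma_0)})}{\operatorname{tr}e^{-\beta(G-g\sigma_0)}}=\frac{a}{1+a^2}\;\beta\tanh\frac{\beta(1+a^2)}2 .\tag{8}$$
This grows linearly in $\beta$, while the change of the expectation between any two values of $g$ is never more than $2$. So no bound on the derivative that is valid at every $H+W'$ is uniform in $\beta$: since $W'$ is arbitrary, it can close the gap, and correlations in imaginary time then do not decay. The derivative is the wrong quantity. We keep the difference itself, as in (1), and treat $H$ and $\tilde H$ together with the terms in $X$ left completely unexpanded.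

## 5. The doubled system and its labelled expansion

From here to the end of Section 9 we prove Theorem 2. If $\mathrm{dist}(X,Y)=0$, the left side of (5) is at most $2\|B\|$ and there is nothing to prove. So let $\mathrm{dist}(X,Y)>0$; then $Y\subset\Lambda':=\Lambda\setminus X$.

**Step 1: write the difference as one expectation.** Each site now carries $\mathbb C^q\otimes\mathbb C^q$; $\operatorname{Tr}$ is the trace of the doubled system. Put
$$\mathcal H=H\otimes1+1\otimes\tilde H=\mathcal H_0+\sum_{z\in\mathcal Z}\mathcal V_z,\qquad\mathcal H_0=\mathcal K+\sum_{x\in\Lambda'}\mathfrak h_x,$$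
with $\mathcal K=K\otimes1+1\otimes\tilde K$, $\mathfrak h_x=h_x\otimes1+1\otimes h_x$, $\mathcal V_z=v_z\otimes1+1\otimes v_z$, so that $\|\mathcal V_z\|\le2\varepsilon$. Let $\mathcal B=B\otimes1-1\otimes B$, $\|\mathcal B\|\le2\|B\|$. Since $e^{-\beta\mathcal H}=e^{-\beta H}\otimes e^{-\beta\tilde H}$,
$$\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)=\frac{\operatorname{Tr}(\mathcal Be^{-\beta\mathcal H})}{\operatorname{Tr}e^{-\beta\mathcal H}}.\tag{9}$$
Away from $X$ the doubled Hamiltonian is symmetric under exchange of the copies, and $\mathcal B$ is odd. Only $\mathcal K$ breaks the symmetry.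

**Step 2: fix labels outside $X$.** At $x\in\Lambda'$ choose an eigenbasis $\varphi_0,\dots,\varphi_{q-1}$ of $h_x$ with $\varphi_0$ spanning $\operatorname{ran}P_x$, and use the eigenbasis $\varphi_{k_1}\otimes\varphi_{k_2}$ of $\mathfrak h_x$, with labels $k=(k_1,k_2)$, $q^2$ in number. Write $0$ for $(0,0)$ and $e_x(k)$ for the eigenvalue. As $h_x\ge\mathbf 1-P_x$,
$$e_x(0)=0,\qquad e_x(k)\ge1\ \text{ for }k\ne0 .$$
Let $\mathcal P_x$ be the rank-one projection on the label-$0$ vector, $\mathcal P_S=\prod_{x\in S}\mathcal P_x$, and for $z\in\mathcal Z$ let $S_z=b_z\setminus X\neq\emptyset$. If $\alpha,\alpha'$ are labelings of $S_z$, the partial matrix element $\langle\alpha|\mathcal V_z|\alpha'\rangle$ is the operator on the doubled $X$-space obtained by taking the matrix element over the sites of $S_z$ only. For example, if $\mathcal V_z=F\otimes G$ with $F$ on $X$ and $G$ on $S_z$, it is $\langle\alpha|G|\alpha'\rangle\,F$. Its norm is at most $\|\mathcal V_z\|\le2\varepsilon$, and it is a scalar if $b_z\cap X=\emptyset$.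

**Step 3: expand.** Apply (6) with $G=\mathcal H_0$, $Q=\sum_z\mathcal V_z$, and insert the label basis on $\Lambda'$ between all factors. The operator $e^{-t\mathcal H_0}=e^{-t\mathcal K}\prod_xe^{-t\mathfrak h_x}$ is diagonal in the labels; $\mathcal V_z$ changes labels only on $S_z$; $\mathcal B$ changes labels only on $Y$ and sits at time $0\equiv\beta$ of the time circle $\mathbb R/\beta\mathbb Z$. The result is
$$\operatorname{Tr}(\mathcal Be^{-\beta\mathcal H})=\sum_{n\ge0}\ \sum_{z_1,\dots,z_n\in\mathcal Z}\ \int_{0<t_1<\dots<t_n<\beta}dt\sum_{\text{labels}}\mathsf w(\omega).\tag{10}$$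
A configuration $\omega$ consists of *events* and *labels*. Event $0$ is at time $0$ with support $S_0:=Y$; event $i\ge1$ is at time $t_i$ with support $S_i:=S_{z_i}$. For each $x\in\Lambda'$ the times of the events with $x$ in their support cut the time circle into *segments* (the whole circle is one segment if $x$ is touched at most once), and each segment carries a label. With $\alpha_i^+$ and $\alpha_i^-$ the labels on $S_i$ just after and just before event $i$, and $M_i=\langle\alpha_i^+|\mathcal V_{z_i}|\alpha_i^-\rangle$,
$$\mathsf w(\omega)=(-1)^n\langle\alpha_0^+|\mathcal B|\alpha_0^-\rangle\,\operatorname{tr}_X\bigl[e^{-(\beta-t_n)\mathcal K}M_n\cdots M_1e^{-t_1\mathcal K}\bigr]\prod_{\text{segments}}e^{-|I|e_x(k)} .\tag{11}$$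
Here $\operatorname{tr}_X$ is the trace over the doubled $X$-space. There are at most $|\Lambda'|+|Y|+\kappa n$ segments, hence at most $q^{2(|\Lambda'|+|Y|+\kappa n)}$ labelings; the trace is at most $q^{2|X|}e^{\beta\|\mathcal K\|}(2\varepsilon)^n$; the $t$-integral gives $\beta^n/n!$ and the $z$-sum at most $|\Lambda|^n$. So (10) converges absolutely for each fixed $\beta$ and $\Lambda$, and we may rearrange it freely.

**An example.** Let $D=R=1$, $\Lambda=\{0,1,2,3,4\}$, $X=\{0\}$, $Y=\{4\}$. Take event $1$ with $z_1=3$, so $S_1=\{2,3,4\}$, and event $2$ at $t_2>t_1$ with $z_2=1$, so $b_{z_2}=\{0,1,2\}$ and $S_2=\{1,2\}$. Site $4$ is touched by events $0,1$ and has two segments; site $3$ has one segment, the whole circle; site $2$ is touched by events $1,2$ and has two segments; site $1$ has one. That makes $6=|S_0|+|S_1|+|S_2|$ segments.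

**Why (10) cannot be estimated term by term.** Take $v_z=\varepsilon\mathbf 1$ for all $z\in\mathcal Z$, so $\mathcal V_z=2\varepsilon\mathbf 1$. The corresponding expansion of $\operatorname{Tr}e^{-\beta\mathcal H}$ with absolute values sums to $e^{2\varepsilon\beta|\mathcal Z|}\operatorname{Tr}e^{-\beta\mathcal H_0}$, whereas $\operatorname{Tr}e^{-\beta\mathcal H}=e^{-2\varepsilon\beta|\mathcal Z|}\operatorname{Tr}e^{-\beta\mathcal H_0}$. The ratio $e^{4\varepsilon\beta|\mathcal Z|}$ is worse than (2). Nor does the factor $\operatorname{tr}_X[\cdots]$ come with any decay in the time between events, since $\mathcal K$ is arbitrary. So we expand only what is linked to $\mathcal B$, put everything else back into exponential form, and compare that with the true denominator $\operatorname{Tr}e^{-\beta\mathcal H}$.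

## 6. Extracting the cluster of $\mathcal B$

**Step 4: define the cluster.** In a configuration $\omega$, link two events if some segment with nonzero label has them as its two endpoints. Let $\mathcal C\ni0$ be the connected component of event $0$.

In the example, let the labels be nonzero exactly on the segment $(0,t_1)$ of site $4$ and on the segment of site $2$ running from $t_2$ through $\beta\equiv0$ to $t_1$. Then $0$ is linked to $1$ and $1$ to $2$, so $\mathcal C=\{0,1,2\}$. If instead all labels on site $2$ are $0$ and those on site $4$ are as before, then $\mathcal C=\{0,1\}$, and event $2$ belongs to the rest.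

**Definition (cluster).** A cluster $\gamma$ consists of

- events $(t_i,z_i)_{i=1}^m$ with $0<t_1<\dots<t_m<\beta$, together with event $0$;
- for each $x\in\bigcup_{i=0}^mS_i$, the *arcs* into which the times of the events of $\gamma$ that touch $x$ cut the circle;
- a label on each arc, such that the graph on $\{0,\dots,m\}$ whose edges are the arcs with nonzero label is connected.

A site touched $k\ge1$ times by $\gamma$ has $k$ arcs, so there are $\sum_{i=0}^m|S_i|\le|Y|+\kappa m$ arcs. Let $O(\gamma)$ be the set of arcs with nonzero label, $\ell(\gamma)$ their total length, and $O_t\subset\Lambda'$ the set of sites with a nonzero-label arc containing $t$ in its interior; thus $\int_0^\beta|O_t|\,dt=\ell(\gamma)$. Put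
$$w(\gamma)=(-1)^m\langle\alpha_0^+|\mathcal B|\alpha_0^-\rangle\prod_{(x,I)\in O(\gamma)}e^{-|I|e_x(k)},$$
$$\Theta(\gamma)=\operatorname{Tr}\bigl[\mathcal P_Y\,U(\beta,t_m)\,(M_m\mathcal P_{S_m})\,U(t_m,t_{m-1})\cdots(M_1\mathcal P_{S_1})\,U(t_1,0)\bigr],$$
where the $M_i$ are the partial matrix elements for the labels of $\gamma$, and $U$ is the propagator, $\partial_tU(t,s)=-\mathcal H_\gamma(t)U(t,s)$, $U(s,s)=1$, of the piecewise constant
$$\mathcal H_\gamma(t)=\mathcal H_0+\sum_{z\in\mathcal Z:\,S_z\cap O_t=\emptyset}\mathcal V_z .$$
In words: the rest of the system evolves with every interaction term except those that would hit an occupied arc.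

**Step 5: resum the rest.** The aim is the identity
$$\operatorname{Tr}(\mathcal Be^{-\beta\mathcal H})=\sum_{m\ge0}\ \sum_{z_1,\dots,z_m}\ \int_{0<t_1<\dots<t_m<\beta}dt\sum_{\text{labels: }\gamma\text{ connected}}w(\gamma)\,\Theta(\gamma).\tag{12}$$

Expand $\Theta(\gamma)$ as in Step 3, with (6) around $\mathcal H_0$ and the label basis on $\Lambda'$. This produces a sum over *rest events* $(s,z)$ with $S_z\cap O_s=\emptyset$, and over labels on all segments cut out by the cluster events and the rest events together. The rank-one projections $\mathcal P_{S_i}$ and $\mathcal P_Y$ force label $0$ on every segment adjacent to a cluster event. No rest event lies on an arc of $O(\gamma)$, so such an arc is a single segment of the expansion; its label there is $0$ and it contributes the factor $e^{-|I|\cdot0}=1$.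

Now turn a pair $(\gamma,\text{rest})$ into a configuration $\omega$: keep all events, and relabel each arc of $O(\gamma)$ by its label in $\gamma$. We check that the weights match, that is, $w(\gamma)$ times the term of $\Theta(\gamma)$ equals $\mathsf w(\omega)$. The signs $(-1)^m$ and $(-1)^{\#\text{rest}}$ multiply to $(-1)^n$. The energy factors of the arcs in $O(\gamma)$ come from $w(\gamma)$, all others from $\Theta(\gamma)$. At a cluster event, the adjacent labels in $\omega$ are the $\gamma$-label on arcs of $O(\gamma)$, and $0$ on segments lying in label-$0$ arcs of $\gamma$; these are the labels of $\gamma$, so the $M_i$ and the matrix element of $\mathcal B$ agree. At a rest event no adjacent label was changed. So the operators inside $\operatorname{tr}_X$ are the same.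

It remains to show that $(\gamma,\text{rest})\mapsto\omega$ is a bijection, up to null sets of coinciding times, onto the configurations of (10), with the events of $\gamma$ equal to $\mathcal C$.

(i) *The events of $\gamma$ are the component of event $0$ in $\omega$.* The arcs of $O(\gamma)$ are segments of $\omega$ with nonzero label, and they connect all cluster events. A segment with a cluster event at one end and a rest event at the other cannot be an arc of $O(\gamma)$; it is adjacent to a cluster event, so its label is $0$. No link leaves the cluster.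

(ii) *Every $\omega$ arises.* Let $\omega$ have component $\mathcal C$, let $x$ be touched by $\mathcal C$, and consider an arc at $x$ between cyclically consecutive $\mathcal C$-events (possibly the whole circle, from one event to itself). If the arc contains no further event of $\omega$, it is a segment of $\omega$ and keeps its label. If it contains further events, these are not in $\mathcal C$. Its first and last segments then join an event of $\mathcal C$ to one outside $\mathcal C$, so they have label $0$; give the arc the label $0$. The resulting $\gamma$ is connected, because every link inside $\mathcal C$ is a nonzero-label segment with both ends in $\mathcal C$, hence an arc of the first kind. The remaining events avoid $O(\gamma)$: an event at time $s$ with $x\in S_z\cap O_s$ would be a further event on an arc that has none. For the labels of the rest, take those of $\omega$, except $0$ on the arcs of $O(\gamma)$. All segments adjacent to $\mathcal C$-events then have label $0$, as the projections demand, and the pair maps to $\omega$.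

(iii) *The pair is determined by $\omega$.* By (i) the events of $\gamma$ are $\mathcal C$. A nonzero-label arc of $\gamma$ contains no further event, so its label is read off from $\omega$. A label-$0$ arc without further events is one segment with label $0$ in $\omega$. An arc with further events must have label $0$. So the recipe in (ii) recovers $\gamma$, and then the rest.

Finally, summing over time-ordered $n$-tuples of events together with the choice of which belong to $\mathcal C$ is the same as summing independently over time-ordered cluster events and time-ordered rest events. By absolute convergence this proves (12).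

In the second labeling of the example, $\gamma$ has events $0,1$ and $1+3=4$ arcs: two at site $4$, the whole circle at site $3$, the whole circle at site $2$. The arc at site $2$ contains the rest event $2$ and has label $0$.

## 7. Swapping the two copies inside a cluster

**Step 6: clusters that stay away from $X$ cancel.** Say that $\gamma$ *touches $X$* if $b_{z_i}\cap X\ne\emptyset$ for some $i\ge1$; this depends on the events only. Suppose $\gamma$ does not touch $X$, and let $\sigma\gamma$ have the same events and every label $(k_1,k_2)$ replaced by $(k_2,k_1)$.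

- The label $0=(0,0)$ is fixed by the swap, and $e_x(k_1,k_2)=e_x(k_2,k_1)$. So $O(\gamma)$, connectedness and the energy factors are unchanged.
- Each $\mathcal V_{z_i}=v_{z_i}\otimes1+1\otimes v_{z_i}$ acts only on $b_{z_i}\subset\Lambda'$ and commutes with the swap of copies there, so the scalar $M_i$ is unchanged. Since $\Theta(\gamma)$ depends on $\gamma$ only through the events, the sets $O_t$ and the $M_i$, we get $\Theta(\sigma\gamma)=\Theta(\gamma)$.
- $\mathcal B=B\otimes1-1\otimes B$ is odd under the swap on $Y$, so its matrix element changes sign and $w(\sigma\gamma)=-w(\gamma)$.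

As $\sigma$ is an involution on the connected labelings of fixed events, their total contribution to (12) equals its own negative, so it is $0$. Only clusters touching $X$ remain. The asymmetric part $\mathcal K$ does act inside $\Theta(\gamma)$, but there it is the same for $\gamma$ and $\sigma\gamma$.

**Step 7: a cluster touching $X$ has many events.** Let $\gamma$ touch $X$ through event $i$, and take a path $0=j_0,j_1,\dots,j_p=i$ in the cluster graph with $1\le p\le m$. Consecutive events share a site, namely the site of the arc that links them. The first shared site lies in $Y\cap b_{z_{j_1}}$. Since each $b_z$ has diameter at most $2R$, each following shared site is within $2R$ of the previous one, and the last one is within $2R$ of a point of $b_{z_i}\cap X$. That makes $p$ steps in all, so $\mathrm{dist}(X,Y)\le2Rp\le2Rm$, that is,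
$$m\ge m_0:=\lceil\mathrm{dist}(X,Y)/(2R)\rceil .\tag{13}$$
In the first labeling of the example $m=2$ and $\mathrm{dist}(X,Y)=4=2R\cdot2$: equality can occur.

## 8. Comparing the rest with the full $e^{-\beta\mathcal H}$

**Step 8: bound $\Theta(\gamma)$ by the denominator.** The idea is to treat the full $\mathcal H$ as the unperturbed operator, and the terms missing from $\mathcal H_\gamma(t)$ as the perturbation. Write
$$\mathcal H_\gamma(t)=\mathcal H-A(t),\qquad A(t)=\sum_{z\in\mathcal Z:\,S_z\cap O_t\ne\emptyset}\mathcal V_z .$$
Each site of $O_t$ lies in at most $\kappa$ of the $b_z$, so $\|A(t)\|\le2\varepsilon\kappa|O_t|$. Expand each propagator in $\Theta(\gamma)$ by (6) with $G=\mathcal H$, $Q=-A$; the signs cancel, and all terms carry $+A$. Every term is the trace of a product of factors $e^{-s_j\mathcal H}$ with $s_j\ge0$, $\sum_js_j=\beta$, separated by operators $\mathcal P_Y$, $M_i\mathcal P_{S_i}$ and $A(\tau)$. These have norms at most $1$, $2\varepsilon$ and $\|A(\tau)\|$. By (7) the term is at most $(2\varepsilon)^m\prod\|A(\tau)\|\cdot\operatorname{Tr}e^{-\beta\mathcal H}$.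 Summing the Dyson series over an interval $(t_i,t_{i+1})$ gives $\exp\int_{t_i}^{t_{i+1}}\|A\|dt$, and multiplying over the $m+1$ intervals,
$$|\Theta(\gamma)|\le(2\varepsilon)^m\exp\Bigl(\int_0^\beta\|A(t)\|dt\Bigr)\operatorname{Tr}e^{-\beta\mathcal H}\le(2\varepsilon)^me^{2\varepsilon\kappa\,\ell(\gamma)}\operatorname{Tr}e^{-\beta\mathcal H}.\tag{14}$$
Nothing about $\mathcal K$, $\beta$ or $\Lambda$ enters. Only the space-time region occupied by $\gamma$ is paid for, at rate $2\varepsilon\kappa$ per unit length. This is where a factor like $e^{2\beta\|W\|}$ is avoided. On the other side, $e_x(k)\ge1$ for $k\ne0$ gives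
$$|w(\gamma)|\le2\|B\|e^{-\ell(\gamma)},$$
and the gain rate $1$ beats the cost. Put $\mu=1-2\varepsilon\kappa$. Since $2\varepsilon\kappa\le2\varepsilon_0\kappa=(4e\kappa q^{2\kappa})^{-1}\le\frac12$, we have $\mu\ge\frac12$. Inserting Steps 6, 7 and 8 into (9) and (12), the factor $\operatorname{Tr}e^{-\beta\mathcal H}$ cancels and
$$|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)|\le2\|B\|\sum_{m\ge m_0}(2\varepsilon)^m\sum_{z_1,\dots,z_m}\int dt\sum_{\text{labels}}\mathbf 1[\gamma\text{ connected}]\,e^{-\mu\ell(\gamma)} .\tag{15}$$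

## 9. Counting clusters by spanning trees

**Step 9: replace connectedness by spanning trees.** For fixed events the set of arcs is fixed. If $\gamma$ is connected, some set $\tau\subset O(\gamma)$ of arcs forms a spanning tree on $\{0,\dots,m\}$, and $\ell(\gamma)\ge\sum_{I\in\tau}|I|$. Hence
$$\mathbf 1[\gamma\text{ connected}]\,e^{-\mu\ell(\gamma)}\le\sum_\tau e^{-\mu\sum_{I\in\tau}|I|},$$
the sum running over all sets $\tau$ of arcs forming a spanning tree. The right side no longer depends on the labels, and there are at most $q^{2(|Y|+\kappa m)}$ labelings. So the inner sums in (15) are at most $q^{2(|Y|+\kappa m)}\Sigma_m$, with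
$$\Sigma_m=\sum_{z_1,\dots,z_m}\int_{0<t_1<\dots<t_m<\beta}dt\sum_\tau e^{-\mu\sum_{I\in\tau}|I|}.$$

**Step 10: encode events and tree.** Root $\tau$ at event $0$. Every arc of $\tau$ joins a parent to a child. It leaves the parent through a *slot* $(x,\pm)$: a site $x$ of the parent's support and a direction, forward or backward in time. From a given slot exactly one arc leaves, so distinct children of one parent use distinct slots. The root has $2|Y|$ slots; an event at $z$ has $2|S_z|\le2\kappa$. Number the slots of each $z$, and of the root, once and for all. Then (events, $\tau$) yields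

- an abstract rooted tree with $m$ nonroot nodes, in which the children of a node carry distinct slot numbers, from $\{1,\dots,2|Y|\}$ at the root and from $\{1,\dots,2\kappa\}$ elsewhere;
- for each nonroot node the point $z$ of its event, which satisfies $x\in b_z$ for the site $x$ of the slot it hangs from, so there are at most $\kappa$ choices once the parent is known;
- for each nonroot node the length $s\in(0,\beta)$ of the arc to its parent.

These data determine (events, $\tau$): starting from the root at time $0$, one computes $t_{\rm child}=t_{\rm parent}\pm s$ mod $\beta$ with the sign given by the slot, then sorts the events by time. For a fixed abstract tree and fixed $z$'s, the map from times to lengths is, on each piece of the time domain, a shift composed with a linear map that is triangular along the tree with diagonal entries $\pm1$. So it preserves Lebesgue measure. The images of different pieces are disjoint, because the lengths determine the times. Therefore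
$$\Sigma_m\le N_m\Bigl(\kappa\int_0^\beta e^{-\mu s}ds\Bigr)^m\le N_m\Bigl(\frac\kappa\mu\Bigr)^m,\tag{16}$$
where $N_m$ is the number of abstract trees. The time integral is bounded uniformly in $\beta$.

**Step 11: bound the number of trees.** Let $T(u)$ be the generating function, by number of nodes, of abstract trees hanging from a slot. The top node contributes $u$, and each of its $2\kappa$ slots is empty or carries a tree, so
$$T=u(1+T)^{2\kappa},\qquad\sum_mN_mu^m=(1+T(u))^{2|Y|} .$$
(Check: $T=u+2\kappa u^2+\cdots$ gives $N_1=2|Y|$ and $N_2=\binom{2|Y|}2+2|Y|\cdot2\kappa$, as a direct count confirms.) Let $u_*=1/(2e\kappa)$, and let $T_h$ be the sum at $u_*$ over trees with at most $h$ levels. Then $T_0=0$, and if $T_h\le\frac1{2\kappa}$,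
$$T_{h+1}=u_*(1+T_h)^{2\kappa}\le u_*\Bigl(1+\frac1{2\kappa}\Bigr)^{2\kappa}\le u_*e=\frac1{2\kappa}.$$
Letting $h\to\infty$, $T(u_*)\le\frac1{2\kappa}$, so $\sum_mN_mu_*^m\le(1+\frac1{2\kappa})^{2|Y|}\le e^{|Y|/\kappa}$.

**Step 12: conclude.** Collecting the powers of $m$ from (15), Step 9 and (16), put $\lambda=2\varepsilon\kappa q^{2\kappa}/\mu$. By $\mu\ge\frac12$,
$$\frac\lambda{u_*}=\frac{4e\kappa^2q^{2\kappa}\varepsilon}\mu\le8e\kappa^2q^{2\kappa}\varepsilon=\frac\varepsilon{\varepsilon_0}\le1 .$$
Hence
$$|\operatorname{tr}(B\rho)-\operatorname{tr}(B\tilde\rho)|\le2\|B\|q^{2|Y|}\sum_{m\ge m_0}N_mu_*^m\Bigl(\frac\lambda{u_*}\Bigr)^m\le2\|B\|\,q^{2|Y|}\Bigl(\frac\varepsilon{\varepsilon_0}\Bigr)^{m_0}e^{|Y|/\kappa}.$$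
As $q^{2|Y|}=e^{2\ln q\,|Y|}$ and $m_0\ge\mathrm{dist}(X,Y)/(2R)$, this is (5). Theorem 2 is proved, and with it Theorem 1. $\blacksquare$

## 10. A hopping chain tuned to degeneracy: proof of Theorem 3

The example of Section 4, stretched over a long distance, shows that the rate cannot be improved to leading order. Let $a\le\frac18$, $m\ge1$, $\Lambda=\{0,1,\dots,2Rm\}\times\{0\}^{D-1}$ and $h_x=\mathbf 1-|0\rangle\langle0|_x$. Put $x_j=2Rj\,\mathbf e_1$ for $0\le j\le m$, $z_j=(2j+1)R\,\mathbf e_1$ for $0\le j<m$, and
$$v_{z_j}=-a\bigl(|1\rangle\langle0|_{x_j}\otimes|0\rangle\langle1|_{x_{j+1}}+\text{h.c.}\bigr),$$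
all other $v_x=0$. The ball $b_{z_j}$ contains both $x_j$ and $x_{j+1}$, so $v_{z_j}\in\mathcal A_{b_{z_j}}$.

**Step 1: the model is in the class, with a unique ground state.** Let $n_j=|1\rangle\langle1|_{x_j}$. As in Section 4, $\pm v_{z_j}\le a(n_j+n_{j+1})\le a(h_{x_j}+h_{x_{j+1}})$, and $\|v_{z_j}\|=a$, $\|h_x\|=1$. Let $V=\sum_jv_{z_j}$. The number $N=\sum_xh_x$ is conserved, and $\pm V\le2a\sum_jn_j\le2aN$. So $H\ge(1-2a)N$, and the unique ground state is $\mathrm{vac}$ (all sites in $|0\rangle$), with energy $0$.

**Step 2: choose a local term that makes a one-particle state degenerate with $\mathrm{vac}$.** Define $r_m=a$ and $r_j=a/(1-ar_{j+1})$ for $1\le j<m$. If $r_{j+1}\in[a,2a]$, then $1-ar_{j+1}\in[1-2a^2,1]\subset[\frac12,1]$, so $r_j\in[a,2a]$; thus all $r_j\in[a,2a]$. Let $b_j=r_jb_{j-1}$ with $b_0>0$ and $\sum_jb_j^2=1$, and let $E=1-ar_1\in(0,1]$. Put $G=H-En_0$.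

On the vectors $|j\rangle$ (site $x_j$ in $|1\rangle$, all others in $|0\rangle$), $G$ acts as $1-a\,\mathrm{Adj}-E\delta_0$, where $\mathrm{Adj}$ is the adjacency matrix of the path and $\delta_0$ the projection on $|0\rangle$. This matrix annihilates $b=\sum_jb_j|j\rangle$. Row $0$ reads $b_0(1-E-ar_1)=0$. Row $j$ with $1\le j<m$ reads $b_j(1-a/r_j-ar_{j+1})=0$. Row $m$ reads $b_m(1-a/r_m)=0$. Since $b$ is a positive vector and the matrix is irreducible with nonpositive off-diagonal entries, Perron–Frobenius says that $0$ is its lowest eigenvalue and simple.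

The other sectors of $G$: $\mathrm{vac}$ has energy $0$. The remaining states with $N=1$ (an excitation at a site other than the $x_j$, or at an $x_j$ in a state other than $|0\rangle,|1\rangle$) are annihilated by $V$ and $n_0$ and have energy $1$. For $N\ge2$, $G\ge2(1-2a)-1=1-4a\ge\frac12$. So $G\ge0$, its kernel is $\mathrm{span}\{\mathrm{vac},b\}$, and the rest of its spectrum is at least some $\delta>0$ (depending on $m$).

**Step 3: select a superposition.** Let $X=\{x_0\}$, $Y=\{x_m\}$, $\sigma_j=|0\rangle\langle1|_{x_j}+|1\rangle\langle0|_{x_j}$, $B=\sigma_m$, and $W_g=-En_0-g\sigma_0$ with $0<g\le1$. Then $H+W_g=G-g\sigma_0$. In the basis $(\mathrm{vac},b)$, $\sigma_0$ has diagonal entries $0$ (it changes $N$ by $\pm1$ on these states) and off-diagonal entry $b_0$. Let $\psi_g$ be a normalized ground vector of $G-g\sigma_0$. The trial vector $(\mathrm{vac}+b)/\sqrt2$ gives energy $-gb_0$, so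
$$\langle\psi_g,G\psi_g\rangle-g\langle\psi_g,\sigma_0\psi_g\rangle\le-gb_0 .$$
As $\|\sigma_0\|=1$, $\langle\psi_g,G\psi_g\rangle\le g$, so the component of $\psi_g$ outside $\ker G$ has squared norm at most $g/\delta$. As $G\ge0$, $\langle\psi_g,\sigma_0\psi_g\rangle\ge b_0$. Every limit point of $\psi_g$ as $g\to0$ is thus a unit vector in $\ker G$ with expectation of $\sigma_0$ at least $b_0$, which is the largest eigenvalue of $\sigma_0$ compressed to $\ker G$. That eigenvalue is simple, so the limit is $(\mathrm{vac}+b)/\sqrt2$ up to a phase. Two orthonormal ground vectors cannot both converge to the same ray along a sequence $g\to0$, so for small $g$ the ground state is unique.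

In the limit vector $\langle B\rangle=\langle\mathrm{vac},\sigma_mb\rangle=b_m$, while $\langle\mathrm{vac},B\,\mathrm{vac}\rangle=0$. Now $b_m\ge a^mb_0$ and $b_0^{-2}=\sum_j(b_j/b_0)^2\le\sum_j(2a)^{2j}\le\frac{16}{15}$, so $b_m\ge\frac{\sqrt{15}}4a^m>\frac12a^m$. Choose $g$ small and then $\beta$ large: $\operatorname{tr}(B\rho)$ is as close to $0$, and $\operatorname{tr}(B\tilde\rho)$ as close to $b_m$, as we like. So the difference can be made at least $\frac12a^m$ in modulus.

**Step 4: read off the rate.** We have $\|W_g\|\le2$. Adding a constant $c\ge0$ to $W_g$ does not change $\tilde\rho$, and by continuity in $c$ we can reach $\|W_g+c\|=2$ exactly. With $\|B\|=1$, $|X|=|Y|=1$ and $\mathrm{dist}(X,Y)=2Rm$, (3) gives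
$$\tfrac12a^m\le C_1(2)\,e^{2C_2}e^{-2Rm/\xi}\qquad\text{for all }m\ge1 .$$
Taking logarithms, dividing by $m$ and letting $m\to\infty$, $2R/\xi\le\ln(1/a)$. The optimal $\xi$ therefore lies between $2R/\ln(1/a)$ and, by Theorem 1, $2R/(\ln(1/a)-\ln(1/a_0))$, which is the stated asymptotics. $\blacksquare$

## 11. A model with two competing ground states: proof of Theorem 4

If $a$ is not small, the interaction can cancel the on-site energy exactly. The class increases with $a$ because $h_y\ge0$, so it suffices to treat $a=(R+1)^{-D}$. Let $L=(R+1)k-1$ and $\Lambda=\{0,\dots,L\}\times\{0,\dots,R\}^{D-1}$, partitioned into $k$ cubes of side $R+1$. The cube $Q(x)$ containing $x$ has $\ell^\infty$ diameter $R$, so $Q(x)\subset b_x$, and $|Q(x)|=(R+1)^D=1/a$. Put $h_x=n_x:=\mathbf 1-|0\rangle\langle0|_x$, $J=a/\kappa$, and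
$$v_x=-a\sum_{y\in Q(x)}n_y+J\sum_{y\in b_x\setminus\{x\}}\bigl[n_x(1-n_y)+(1-n_x)n_y\bigr].$$

**Step 1: membership in the class.** All operators are diagonal. The second sum is nonnegative, so $v_x\ge-a\sum_{y\in b_x}n_y$. Dropping the first sum, $v_x\le J\sum_{y\in b_x\setminus\{x\}}(n_x+n_y)\le J\kappa\sum_{y\in b_x}n_y=a\sum_{y\in b_x}n_y$. Finally $-1=-a|Q(x)|\le v_x\le J\kappa\le1\le C_{\rm int}$.

**Step 2: the ground states.** Each $y$ lies in $Q(x)$ for exactly $1/a$ points $x$, so $-a\sum_x\sum_{y\in Q(x)}n_y=-\sum_yn_y$ cancels $\sum_xh_x$, and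
$$H=J\sum_x\sum_{y\in b_x\setminus\{x\}}\bigl[n_x(1-n_y)+(1-n_x)n_y\bigr]\ge0 .$$
Zero energy means $n_x=n_y$ whenever $d(x,y)\le R$. As $R\ge1$ and $\Lambda$ is connected through nearest neighbors, $n$ is constant. The kernel is spanned by the states with $n\equiv0$ (dimension $1$) and those with $n\equiv1$ (dimension $(q-1)^{|\Lambda|}\ge1$).

**Step 3: a local term decides between them.** Let $X=\{0\}$, $W=n_0$, $Y=\{L\mathbf e_1\}$, $B=n_{L\mathbf e_1}$. As $\beta\to\infty$,
$$\operatorname{tr}(B\rho_\Lambda)\to\frac{(q-1)^{|\Lambda|}}{1+(q-1)^{|\Lambda|}}\ge\frac12 .$$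
The operator $H+W\ge0$ has the one-dimensional kernel $n\equiv0$, so $\operatorname{tr}(B\tilde\rho_\Lambda)\to0$. Since $\|W\|=\|B\|=1$ and $\mathrm{dist}(X,Y)=L$, (3) would give $\frac12\le C_1(1)e^{2C_2}e^{-L/\xi}$ for all $L=(R+1)k-1$, which is false for large $k$. $\blacksquare$
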